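# Discriminating locally diagonal orthogonally invariant bases: PPT against LOCC

## 1. Two qubits: measuring in the computational basis is optimal

Alice and Bob each hold one half of a pair of $n$-level systems, in one of $n^2$ orthonormal pure states, each with probability $1/n^2$. They know the list of states but not which one they hold, and they want to name it. A joint measurement would succeed with certainty. We restrict them instead to local operations and classical communication, and compare with a larger class of measurements that is much easier to analyze. For bases with a certain symmetry, do the two classes reach the same success probability?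

Let $\mathcal X=\mathcal Y=\mathbb C^n$ with $n\ge2$.

**Definition (optimal success).** For an ensemble $\mathcal E=\{(p_k,\rho_k)\}_k$ and a class $\mathrm C$ of measurements, $\operatorname{opt}_{\mathrm C}(\mathcal E)=\sup\sum_kp_k\operatorname{Tr}(M_k\rho_k)$ over all POVMs $\{M_k\}$ in $\mathrm C$ (so $M_k\ge0$ and $\sum_kM_k=I$).

**Definition (three classes).** $\mathrm{LOCC}$ consists of the measurements implementable by local operations and classical communication; Section 6 spells this out as a tree. $\mathrm{SEP}$ consists of POVMs whose elements are sums of products $E\otimes W$ with $E,W\ge0$. $\mathrm{PPT}$ consists of POVMs whose elements all satisfy $M^\Gamma\ge0$, where $\Gamma$ is the partial transpose on the second factor, $\langle ij|M^\Gamma|kl\rangle=\langle il|M|kj\rangle$.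

Each element of an LOCC measurement is a sum of products, and $(E\otimes W)^\Gamma=E\otimes W^{T}\ge0$. Hence
$$\operatorname{opt}_{\rm LOCC}\le\operatorname{opt}_{\rm SEP}\le\operatorname{opt}_{\rm PPT}.$$
For example, $|ij\rangle\langle ij|$ is PPT. The projector $M$ onto $(|11\rangle+|22\rangle)/\sqrt2$ is not: $M^\Gamma$ has the entry $\langle12|M^\Gamma|21\rangle=\langle11|M|22\rangle=\frac12$, while its diagonal entries at $12$ and $21$ are $0$, which is impossible for a positive semidefinite matrix.

**Definition (LDOI).** A state $\rho$ on $\mathcal X\otimes\mathcal Y$ is *locally diagonal orthogonally invariant* (LDOI) if $(O\otimes O)\rho(O\otimes O)^*=\rho$ for every diagonal $O$ with diagonal entries in $\{\pm1\}$. An *orthonormal LDOI basis* is an orthonormal basis $\{|\phi_{i,j}\rangle\}$ of $\mathcal X\otimes\mathcal Y$ such that every $|\phi_{i,j}\rangle\langle\phi_{i,j}|$ is LDOI.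

For $n=2$ the four Bell states $(|11\rangle\pm|22\rangle)/\sqrt2$, $(|12\rangle\pm|21\rangle)/\sqrt2$ form such a basis. The product state $|1\rangle\otimes(|1\rangle+|2\rangle)/\sqrt2$ is not LDOI: $O=\mathrm{diag}(1,-1)$ sends it to $|1\rangle\otimes(|1\rangle-|2\rangle)/\sqrt2$, a different state.

We find all LDOI bases for $n=2$. If $|\phi\rangle\langle\phi|$ is LDOI then $|\phi\rangle$ is an eigenvector of each $O\otimes O$. With $O=\mathrm{diag}(1,-1)$, the eigenvalue is $+1$ on $\mathrm{span}\{|11\rangle,|22\rangle\}$ and $-1$ on $\mathrm{span}\{|12\rangle,|21\rangle\}$. So two basis vectors are $U_{k1}|11\rangle+U_{k2}|22\rangle$ ($k=1,2$) with $U$ unitary. The other two are, after choosing phases and possibly exchanging the labels $1,2$,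
$$a|12\rangle+e^{\mathrm i\theta}b|21\rangle,\qquad b|12\rangle-e^{\mathrm i\theta}a|21\rangle,\qquad a\ge b\ge0,\ a^2+b^2=1.$$
In a $2\times2$ unitary, $|U_{11}|=|U_{22}|$ and $|U_{12}|=|U_{21}|$, so $\max_k|U_{k1}|^2=\max_k|U_{k2}|^2=:m\ge\frac12$.

**The inequalities available for PPT operators.** For $M\ge0$ put $D_{ij}=\langle ij|M|ij\rangle$. Recall that $N\ge0$ implies $|\langle u|N|w\rangle|^2\le\langle u|N|u\rangle\langle w|N|w\rangle$. Partial transposition fixes the diagonal and exchanges two kinds of entries:
$$\langle ij|M|ji\rangle=\langle ii|M^\Gamma|jj\rangle,\qquad\langle ii|M|jj\rangle=\langle ij|M^\Gamma|ji\rangle .$$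
Using both $M\ge0$ and $M^\Gamma\ge0$ we get, for $i\ne j$,
$$|\langle ij|M|ji\rangle|\le\min\big(\sqrt{D_{ij}D_{ji}},\sqrt{D_{ii}D_{jj}}\big),\qquad|\langle ii|M|jj\rangle|\le\sqrt{D_{ij}D_{ji}}.\tag{1}$$

**Proposition 1.** For $n=2$ and every orthonormal LDOI basis, $\operatorname{opt}_{\rm LOCC}(\mathcal E)=\operatorname{opt}_{\rm PPT}(\mathcal E)=\frac14(2m+2a^2)$.

*Proof.* We count *scores*, $\sum_k\langle\phi_k|M_k|\phi_k\rangle$, which is $n^2=4$ times the success probability.

*Lower bound.* Both parties measure in the computational basis. On $(i,i)$ they guess a $k$ with $|U_{ki}|^2=m$. On $(1,2)$ they guess the first state of the second pair, and on $(2,1)$ the second. The score is $m+m+a^2+a^2$.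

*Upper bound.* Let $M$ be PPT and write $X=D_{11}$, $Y=D_{22}$, $P=D_{12}$, $Q=D_{21}$. We show that, whatever state $\phi$ is guessed,
$$\langle\phi|M|\phi\rangle\le m(X+Y)+a^2(P+Q).\tag{2}$$
For $\phi=U_{k1}|11\rangle+U_{k2}|22\rangle$, since $2|U_{k1}U_{k2}|\le1$, (1) gives
$$\langle\phi|M|\phi\rangle\le m(X+Y)+\sqrt{PQ}\le m(X+Y)+\tfrac12(P+Q),$$
and $a^2\ge\frac12$. For $\phi=a|12\rangle+e^{\mathrm i\theta}b|21\rangle$ we have $ab\le\frac12\le m$, so by (1)
$$\langle\phi|M|\phi\rangle\le a^2P+b^2Q+2ab\sqrt{XY}\le a^2(P+Q)+2m\sqrt{XY}\le a^2(P+Q)+m(X+Y).$$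
The last state is the same with $P,Q$ exchanged. Sum (2) over the POVM: since $\sum_kM_k=I$, the diagonals sum to $1$ in each position, and the score is at most $2m+2a^2$. $\square$

The proof used one numerical fact about two qubits, $ab\le m$, which holds because $ab\le\frac12\le m$. What changes for larger $n$?

## 2. The shape of an LDOI basis, and where the two-qubit argument breaks

**General structure.** If $|\phi\rangle\langle\phi|$ is LDOI then $(O\otimes O)|\phi\rangle=\pm|\phi\rangle$ for every diagonal sign matrix $O=\mathrm{diag}(o_1,\dots,o_n)$, so $|\phi\rangle$ lies in a single isotypic subspace of the group $\{\pm1\}^n$. The vector $|ij\rangle$ has character $o_io_j$, which is trivial for $i=j$, and different pairs $\{i,j\}$ give different nontrivial characters. The isotypic subspaces are therefore $H_0=\mathrm{span}\{|ii\rangle\}$ and $H_{\{i,j\}}=\mathrm{span}\{|ij\rangle,|ji\rangle\}$. An orthonormal basis each of whose vectors lies in one summand restricts to a basis of each summand. So an LDOI basis consists of the following.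

* *Vertex states* $|v_k\rangle=\sum_iU_{ki}|ii\rangle$, $1\le k\le n$, with $U$ unitary. Put $m_i=\max_k|U_{ki}|^2$; as the columns are unit vectors, $m_i\ge\frac1n$.
* For each pair $e=\{i,j\}$, suitably oriented as $(i,j)$ and up to global phases, two *edge states* $a|ij\rangle+e^{\mathrm i\theta}b|ji\rangle$ and $b|ij\rangle-e^{\mathrm i\theta}a|ji\rangle$ with $a=\cos\frac{\chi_e}2\ge b=\sin\frac{\chi_e}2$, $\chi_e\in[0,\frac\pi2]$.

Here $a,b,\theta$ depend on $e$. We write $a_{ij}=a_{ji}$ for the larger amplitude when needed, and $\chi_{ij}=\chi_e$. Note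
$$a^2=\tfrac{1+\cos\chi_e}2,\qquad b^2=\tfrac{1-\cos\chi_e}2,\qquad2ab=\sin\chi_e .$$
A pair is *product* if $\chi_e=0$ and *maximally entangled* (ME) if $\chi_e=\frac\pi2$. From now on *score* means $\sum_k\langle\phi_k|M_k|\phi_k\rangle=n^2\times$ (success probability).

**The argument that still works.** The computational-basis measurement scores $\sum_im_i+\sum_e2a_e^2=\sum_im_i+\sum_e(1+\cos\chi_e)$. The upper bound of Section 1 carries over word for word when $ab\le\sqrt{m_im_j}$, that is $\sin\chi_{ij}\le2\sqrt{m_im_j}$, for every pair: then $2ab\sqrt{D_{ii}D_{jj}}\le m_iD_{ii}+m_jD_{jj}$, and each element satisfies $\langle\phi|M|\phi\rangle\le\sum_im_iD_{ii}+\sum_ea_e^2(D_{ij}+D_{ji})$. For $n=2$ the condition is automatic.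

**Where it stops.** For $n\ge3$ all $m_i$ can equal $\frac1n$, and then $2\sqrt{m_im_j}=\frac2n<1$. Take $n=3$ and the basis
$$\tfrac1{\sqrt3}\sum_i\omega^{ki}|ii\rangle\ (k=0,1,2,\ \omega=e^{2\pi\mathrm i/3}),\quad\tfrac{4|12\rangle+3|21\rangle}5,\ \tfrac{3|12\rangle-4|21\rangle}5,\quad|13\rangle,|31\rangle,|23\rangle,|32\rangle.\tag{3}$$
For the pair $\{1,2\}$, $a=\frac45$, $b=\frac35$, $\sin\chi=0.96>\frac23$. Let $M=ww^*\otimes ww^*$ with $w=|1\rangle+|2\rangle$, a product operator with $D_{11}=D_{22}=D_{12}=D_{21}=1$. Its value on the first edge state is $(a+b)^2=1.96$, but the right side of the proposed inequality is $\frac23+2\cdot\frac{16}{25}=1.9466\ldots$ So the inequality is false already for product operators, and the weights multiplying the $D_{ij}$ must be changed.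

**What is true.** Johnston and Russo ("Distinguishability of locally diagonal orthogonally invariant quantum states", arXiv:2604.12808) have $0\le\operatorname{opt}_{\rm PPT}(\mathcal E)-\operatorname{opt}_{\rm LOCC}(\mathcal E)\le\frac{n-2}{2n^2}$ for the uniform ensemble over an orthonormal LDOI basis, with equality of the two optima for a broad class of bases including all two-qubit ones. The problem is whether equality holds for all LDOI bases. It does not.

**Theorem 1.** Let $n\ge3$ and let $\chi\in(0,\frac\pi2)$ satisfy $\sin\chi>\frac2n$. Consider the LDOI basis with vertex states $\frac1{\sqrt n}\sum_le^{2\pi\mathrm ikl/n}|ll\rangle$ ($1\le k\le n$), edge states $\cos\frac\chi2|12\rangle+\sin\frac\chi2|21\rangle$ and $\sin\frac\chi2|12\rangle-\cos\frac\chi2|21\rangle$, and product states $|ij\rangle$ for all other $i\ne j$. Then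
$$n^2\operatorname{opt}_{\rm PPT}(\mathcal E)=n(n-1)+r,\quad r=\sqrt{\cos^2\chi+(\sin\chi-\tfrac2n)^2},\qquad\operatorname{opt}_{\rm LOCC}(\mathcal E)<\operatorname{opt}_{\rm PPT}(\mathcal E).$$
Hence equality does not hold for all LDOI bases; it fails for some basis for every $n\ge3$.

Since $\frac2n<1$, such $\chi$ exist for every $n\ge3$. The PPT value is proved in Section 5 and the strict inequality in Section 8. Theorem 2 in Section 9 then gives a formula for $\operatorname{opt}_{\rm PPT}$ and an exact criterion for equality for all LDOI bases.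

## 3. A family of upper bounds for PPT measurements

We allow the weight of $D_{ii}$ to be any $y_i\ge m_i$, and enlarge the weight of $D_{ij},D_{ji}$ from $a^2$ to some $B$. How large must $B$ be? With $s=\sqrt{y_iy_j}$, the terms $y_iD_{ii}+y_jD_{jj}$ pay for $2s$ of the coefficient $2ab$ of the coherence. The rest, $2(ab-s)$, must be paid by $(B-a^2)D_{ij}+(B-b^2)D_{ji}$, and AM–GM does this when $(B-a^2)(B-b^2)=(ab-s)^2$. Solving the quadratic gives the following choice. For $y\in\mathbb R^n$ with $y_i\ge m_i$ and $e=\{i,j\}$ put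
$$r_e=\sqrt{\cos^2\chi_e+(\sin\chi_e-2\sqrt{y_iy_j})_+^2},\qquad B_e=\frac{1+r_e}2\ge a^2\ge\frac12,$$
$$\Phi(y)=\sum_iy_i+\sum_e(1+r_e),\qquad L_y(D)=\sum_iy_iD_{ii}+\sum_{e=\{i,j\}}B_e(D_{ij}+D_{ji}),$$
where $t_+=\max(t,0)$. If all $D_{ij}=1$, then $L_y(D)=\Phi(y)$.

**Lemma 1.** If $y_i\ge m_i$ for all $i$, then $n^2\operatorname{opt}_{\rm PPT}(\mathcal E)\le\Phi(y)$.

*Proof.* Let $M\ge0$ with $M^\Gamma\ge0$. We show $\langle\phi|M|\phi\rangle\le L_y(D)$ for each basis state.

**Step 1: vertex states.** The aim is to control $\langle ii|M|jj\rangle$ by edge diagonals. We have $\langle v_k|M|v_k\rangle=\sum_{i,j}\overline{U_{ki}}U_{kj}\langle ii|M|jj\rangle$, and $|U_{ki}||U_{kj}|\le\frac12(|U_{ki}|^2+|U_{kj}|^2)\le\frac12$ for $i\neq j$. With (1),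
$$\langle v_k|M|v_k\rangle\le\sum_i|U_{ki}|^2D_{ii}+\sum_{i<j}2|U_{ki}||U_{kj}|\sqrt{D_{ij}D_{ji}}\le\sum_im_iD_{ii}+\sum_{i<j}\tfrac12(D_{ij}+D_{ji}).\tag{4}$$
This is at most $L_y(D)$, as $m_i\le y_i$ and $B_e\ge\frac12$.

**Step 2: edge states.** The aim is the two-source payment just described. For $e$ oriented as $(i,j)$ write $P=D_{ij}$, $Q=D_{ji}$, $X=D_{ii}$, $Y=D_{jj}$, $s=\sqrt{y_iy_j}$, $B=B_e$ and $C=|\langle ij|M|ji\rangle|$. By (1), $C\le\min(\sqrt{PQ},\sqrt{XY})$. For the first edge state $\phi$,
$$\langle\phi|M|\phi\rangle\le a^2P+b^2Q+2abC,\qquad y_iX+y_jY\ge2s\sqrt{XY}\ge2sC .$$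
If $ab\le s$, then, since $b^2\le a^2\le B$, the claim (5) below follows at once. If $ab>s$, then $\sin\chi_e-2s=2(ab-s)>0$, so $r_e^2-\cos^2\chi_e=4(ab-s)^2$ and
$$(B-a^2)(B-b^2)=\frac{r_e-\cos\chi_e}2\cdot\frac{r_e+\cos\chi_e}2=(ab-s)^2 .$$
Both factors are nonnegative, so $(B-a^2)P+(B-b^2)Q\ge2(ab-s)\sqrt{PQ}\ge2(ab-s)C$. Adding $y_iX+y_jY\ge2sC$ gives in this case too
$$\langle\phi|M|\phi\rangle\le y_iX+y_jY+B(P+Q)\le L_y(D).\tag{5}$$
For the second edge state, $\langle\phi|M|\phi\rangle\le b^2P+a^2Q+2abC$, and the same argument applies with $P,Q$ exchanged.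

**Step 3: sum over the POVM.** As $\sum_kM_k=I$, the diagonals $D^{(k)}$ sum to the all-ones array, so the score is at most $\sum_kL_y(D^{(k)})=\Phi(y)$. $\square$

## 4. A separable measurement from rank-one $2\times2$ matrices

To reach these bounds we follow the equality cases. The edge states want coherence between $|ij\rangle$ and $|ji\rangle$, and by (1) an operator with such coherence must also use some of $|ii\rangle\langle ii|$ and $|jj\rangle\langle jj|$, which the vertex states want as well. Let $T_{ij}$ be the amount of $|ii\rangle\langle ii|$ given to the pair $\{i,j\}$. The score the pair then gets turns out to be $F_e(\sqrt{T_{ij}T_{ji}})$, where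
$$F_e(g)=\begin{cases}1+\cos(\chi_e-\arcsin g)=1+\cos\chi_e\sqrt{1-g^2}+g\sin\chi_e,&0\le g\le\sin\chi_e,\\2,&g\ge\sin\chi_e.\end{cases}$$
For $T=(T_{ij})_{i\ne j}\ge0$ with $\sum_jT_{ij}\le1$ for each $i$, put
$$f(T)=\sum_im_i\Big(1-\sum_jT_{ij}\Big)+\sum_{i<j}F_{ij}\big(\sqrt{T_{ij}T_{ji}}\big).$$

**Lemma 2.** Suppose $T_{ij}=0\iff T_{ji}=0$, and $g_e=\sqrt{T_{ij}T_{ji}}\le\sin\chi_e$ for all $e$. Then some POVM with separable elements has score $f(T)$.

*Proof.* **Step 1: the elements for one pair.** Take $e=\{i,j\}$ oriented as $(i,j)$. If $g_e=0$, then $T_{ij}=T_{ji}=0$. Assign $|ij\rangle\langle ij|$ and $|ji\rangle\langle ji|$ to the first and second edge state. The score is $2a^2=F_e(0)$.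

If $g_e>0$, put $p=\frac{1+\sqrt{1-g_e^2}}2$ and $q=1-p$, so that $p,q>0$ and $pq=\frac{g_e^2}4=\frac{T_{ij}}2\cdot\frac{T_{ji}}2$. The positive matrix
$$\begin{pmatrix}T_{ij}/2&p\\q&T_{ji}/2\end{pmatrix}$$
thus has determinant zero and equals $(\xi_\mu\eta_\nu)_{\mu,\nu}$ with positive $\xi_1,\xi_2,\eta_1,\eta_2$. Let
$$v=(\sqrt{\xi_1}|i\rangle+e^{\mathrm i\theta}\sqrt{\xi_2}|j\rangle)\otimes(\sqrt{\eta_1}|i\rangle+\sqrt{\eta_2}|j\rangle),$$
and let $M_{e,1}$ be the average of $(\Delta\otimes\Delta)vv^*(\Delta\otimes\Delta)^*$ over diagonal $\Delta$ whose entries $z_i,z_j$ at positions $i,j$ run independently over $\{1,\mathrm i,-1,-\mathrm i\}$, all other entries being $1$. It is an average of product operators, hence separable. Under $\Delta\otimes\Delta$ the vectors $|ii\rangle,|ij\rangle,|ji\rangle,|jj\rangle$ are multiplied by $z_i^2,z_iz_j,z_iz_j,z_j^2$. The averages of $z_i\overline{z_j}$ and of $z_i^2\overline{z_j}^2$ over fourth roots of unity vanish, so the only off-diagonal entries surviving are those between $|ij\rangle$ and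 $|ji\rangle$. So $M_{e,1}$ has diagonal entries $\frac{T_{ij}}2,\frac{T_{ji}}2,p,q$ at $ii,jj,ij,ji$, and
$$\langle ij|M_{e,1}|ji\rangle=e^{-\mathrm i\theta}\sqrt{pq}=e^{-\mathrm i\theta}g_e/2 .$$
Let $M_{e,2}$ be built likewise with $p,q$ exchanged and $e^{\mathrm i\theta}$ replaced by $-e^{\mathrm i\theta}$. The off-diagonal entries cancel in the sum:
$$M_{e,1}+M_{e,2}=T_{ij}|ii\rangle\langle ii|+T_{ji}|jj\rangle\langle jj|+|ij\rangle\langle ij|+|ji\rangle\langle ji|.$$

**Step 2: the score of the pair.** The first edge state scores $a^2p+b^2q+2\,\mathrm{Re}(ab\,e^{\mathrm i\theta}e^{-\mathrm i\theta}g_e/2)=a^2p+b^2q+abg_e$. The second scores $b^2q+a^2p+abg_e$, because the sign in the state and the sign in the operator cancel. Since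
$$a^2p+b^2q=\tfrac14\big[(1+\cos\chi_e)(1+\sqrt{1-g_e^2})+(1-\cos\chi_e)(1-\sqrt{1-g_e^2})\big]=\tfrac12\big(1+\cos\chi_e\sqrt{1-g_e^2}\big),$$
the total is $1+\cos\chi_e\sqrt{1-g_e^2}+g_e\sin\chi_e=F_e(g_e)$.

**Step 3: use up the identity.** What remains is $\sum_i(1-\sum_jT_{ij})|ii\rangle\langle ii|\ge0$. For each $i$ give its term to a vertex state $k$ with $|U_{ki}|^2=m_i$; this scores $\sum_im_i(1-\sum_jT_{ij})$. $\square$

The next lemma ties $F_e$ to the numbers $r_e$ of Section 3. It is used in Sections 5, 9 and 10.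

**Lemma 3.** Each $F_e$ is continuous, concave and nondecreasing on $[0,\infty)$, with right derivative $\sin\chi_e$ at $0$. For $c>0$,
$$\max_{g\ge0}\,[F_e(g)-cg]=1+\sqrt{\cos^2\chi_e+(\sin\chi_e-c)_+^2}.$$
If $c\ge\sin\chi_e$ and $\chi_e<\frac\pi2$, the maximizer is $g=0$ and it is unique. If $c<\sin\chi_e$ and $\chi_e<\frac\pi2$, then $g=(\sin\chi_e-c)/\sqrt{\cos^2\chi_e+(\sin\chi_e-c)^2}$ is a maximizer, and it lies in $(0,\sin\chi_e)$.

*Proof.* Drop the index $e$. At $g=\sin\chi$ the first formula gives $1+\cos0=2$, so $F$ is continuous. On $[0,\sin\chi)$,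
$$F'(g)=\sin\chi-\cos\chi\,\frac g{\sqrt{1-g^2}} .$$
If $0<\chi<\frac\pi2$, this decreases strictly from $\sin\chi$ to $0$ on $[0,\sin\chi]$. If $\chi=\frac\pi2$, it equals $1$. Afterwards $F$ is constant. If $\chi=0$, then $F=2$ everywhere. The slopes are nonnegative and nonincreasing, which gives the first sentence.

*Case $c\ge\sin\chi$.* By concavity $F(g)\le F(0)+g\sin\chi\le F(0)+cg$, so $g=0$ is a maximizer, with value $F(0)=1+\cos\chi$. If $0<\chi<\frac\pi2$, the first inequality is strict for every $g>0$, because $F'$ is strictly decreasing on $[0,\sin\chi]$ and is $0$ beyond. If $\chi=0$, then $F(g)-cg=2-cg$. Either way $g=0$ is the unique maximizer.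

*Case $c<\sin\chi$, $\chi<\frac\pi2$.* Let $r=\sqrt{\cos^2\chi+(\sin\chi-c)^2}$ and $g=(\sin\chi-c)/r$, so $\sqrt{1-g^2}=\cos\chi/r$. The derivative formula at $g$ gives $\sin\chi-(\sin\chi-c)=c>0$. That formula is strictly decreasing on $[0,1)$ and vanishes at $\sin\chi$, so $0<g<\sin\chi$. By concavity $g$ is a maximizer, and the value is
$$1+\frac{\cos^2\chi}r+g(\sin\chi-c)=1+\frac{\cos^2\chi+(\sin\chi-c)^2}r=1+r.$$

*Case $\chi=\frac\pi2$, $c<1$.* Here $F(g)-cg$ is $1+(1-c)g$ on $[0,1]$ and $2-cg$ after, so the maximum is at $g=1$, with value $2-c=1+\sqrt{0+(1-c)^2}$. $\square$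

## 5. The PPT value of a basis with one tilted pair

We prove the formula for $\operatorname{opt}_{\rm PPT}$ in Theorem 1. There all $m_i=\frac1n$.

*Upper bound.* Take $y_i=\frac1n$. Each product pair has $r_e=1$, so contributes $2$ to $\Phi$, and there are $\frac{n(n-1)}2-1$ of them. The pair $\{1,2\}$ contributes $1+r$. So $\Phi(y)=1+(1+r)+n(n-1)-2=n(n-1)+r$, and Lemma 1 applies.

*Lower bound.* Take $T_{12}=T_{21}=g:=(\sin\chi-\frac2n)/r$ and all other $T_{ij}=0$. By Lemma 3 with $c=\frac2n$ we have $0<g<\sin\chi<1$ and $F_{12}(g)-\frac2ng=1+r$. Lemma 2 gives a separable measurement with score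
$$f(T)=1-\frac{2g}n+F_{12}(g)+n(n-1)-2=n(n-1)+r.$$
So $n^2\operatorname{opt}_{\rm PPT}=n^2\operatorname{opt}_{\rm SEP}=n(n-1)+r$.

For the basis (3): $\cos\chi=\frac7{25}=\frac{21}{75}$, $\sin\chi-\frac23=\frac{22}{75}$, so $r=\frac{\sqrt{925}}{75}=\frac{\sqrt{37}}{15}$ and $\operatorname{opt}_{\rm PPT}=\frac19\big(6+\frac{\sqrt{37}}{15}\big)$. The score is about $6.4055$, while the computational basis scores $1+(1+\frac7{25})+4=6.28$. It remains to see that LOCC cannot reach the larger number.

## 6. LOCC protocols as axis-parallel splittings in a square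

**Definition (LOCC tree).** A finite-round LOCC measurement is a finite tree. Each node carries positive semidefinite operators $(E,W)$ on $\mathcal X,\mathcal Y$, namely $E=A^*A$ and $W=A'^*A'$ for the accumulated local Kraus operators $A$ of Alice and $A'$ of Bob. The root is $(I,I)$. If Alice measures at a node with Kraus operators $K_r$, the children are $(E_r,W)$ with $E_r=A^*K_r^*K_rA$, so $\sum_rE_r=E$; similarly for Bob. Each leaf carries a guess, and $M_k=\sum E\otimes W$ over the leaves guessing $k$.

One Kraus operator per branch loses no generality: a coarser operation is obtained by ignoring part of the outcome. Local randomness is the measurement with Kraus operators $\sqrt{p_r}\,I$. Unbounded-round and limiting LOCC measurements are limits of finite trees, and scores are continuous, so a bound uniform over all finite trees covers them too. By induction on the tree, $\sum_{\rm leaves}E\otimes W=I$.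

**Setting for Sections 6–8.** Fix $y_i\ge m_i$, and suppose some pair, relabeled $\{1,2\}$ and oriented as $(1,2)$, has $0<\chi<\frac\pi2$ and $2\sqrt{y_1y_2}<\sin\chi$. Let $\chi,r,B,a,b$ be the quantities of this pair and $s=\sqrt{y_1y_2}<ab$. Then $r>\cos\chi>0$, so
$$B>\tfrac12,\qquad B-a^2=\tfrac{r-\cos\chi}2>0,\qquad B-b^2=\tfrac{r+\cos\chi}2>0,\qquad(B-a^2)(B-b^2)=(ab-s)^2.\tag{6}$$

The *deficit* of a leaf is $L_y(D)$ minus $\langle\phi|E\otimes W|\phi\rangle$, where $\phi$ is its guess. Since $\sum_{\rm leaves}L_y(D)=\Phi(y)$, the score of a protocol is $\Phi(y)$ minus the sum of its deficits. So we must show that this sum is bounded away from zero.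

**Step 1: bound the deficit by a function of four numbers.** At a leaf let $\alpha_i=\langle i|E|i\rangle$ and $\beta_j=\langle j|W|j\rangle$, so $D_{ij}=\alpha_i\beta_j$. Put
$$P=\alpha_1\beta_2,\quad Q=\alpha_2\beta_1,\quad X=\alpha_1\beta_1,\quad Y=\alpha_2\beta_2,\qquad\text{so that }PQ=XY.$$
A product of positive operators is PPT, so (4) and (5) hold.

* *Guess: a vertex state.* By (4), comparing the weights of $D_{12},D_{21}$, the deficit is at least $d_0:=(B-\frac12)(P+Q)$.
* *Guess: a state of another pair $e\ne\{1,2\}$.* The first bound in (5) for $e$ does not use the term $B(D_{12}+D_{21})$ of $L_y$. So the deficit is at least $B(P+Q)\ge d_0$.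
* *Guess: the first state of $\{1,2\}$.* The coherence satisfies $C\le\sqrt{PQ}=\sqrt{XY}$. Split $2ab\sqrt{PQ}=2s\sqrt{XY}+2(ab-s)\sqrt{PQ}$ and use (6): the deficit is at least
$$y_1X+y_2Y+B(P+Q)-a^2P-b^2Q-2ab\sqrt{PQ}=d_1,$$
$$d_1:=\big(\sqrt{y_1X}-\sqrt{y_2Y}\big)^2+\big(\sqrt{(B-a^2)P}-\sqrt{(B-b^2)Q}\big)^2.$$
* *Guess: the second state of $\{1,2\}$.* The deficit is at least $d_2$, which is $d_1$ with $P,Q$ exchanged.

In every case the deficit is at least $\delta:=\min(d_0,d_1,d_2)\ge0$. This function of $(\alpha_1,\alpha_2)$ and $(\beta_1,\beta_2)$ is continuous and homogeneous of degree $1$ in each of the two vectors.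

**Step 2: find where $\delta$ vanishes.** By homogeneity, normalize $(\alpha_1,\alpha_2)=(x,1-x)$ and $(\beta_1,\beta_2)=(z,1-z)$ with $(x,z)\in[0,1]^2$.

**Lemma 4.** There are $0<d<c<1$ such that the zero set of $\delta$ on $[0,1]^2$ is $K=\{(0,0),(1,1),(c,d),(d,c)\}$.

*Proof.* Here $P=x(1-z)$, $Q=(1-x)z$, $X=xz$, $Y=(1-x)(1-z)$. Since $B>\frac12$, $d_0=0$ iff $P=Q=0$ iff $(x,z)\in\{(0,0),(1,1)\}$.

Now let $d_1=0$, that is, $y_1X=y_2Y$ and $(B-a^2)P=(B-b^2)Q$. If one of $x,1-x,z,1-z$ vanished, then $P$ or $Q$ would vanish, hence both by the second equation, so $(x,z)$ would be $(0,0)$ or $(1,1)$. There exactly one of $X,Y$ is zero, contradicting $y_1X=y_2Y$ with $y_1,y_2>0$. So all four are positive. With $\rho=\frac x{1-x}$ and $\sigma=\frac z{1-z}$ the equations read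
$$\rho\sigma=\frac XY=\frac{y_2}{y_1}=:\tau^2,\qquad\frac\rho\sigma=\frac PQ=\frac{B-b^2}{B-a^2}=\frac{r+\cos\chi}{r-\cos\chi}=:\kappa^2>1,$$
with $\tau>0$ and $\kappa>1$. Their only positive solution is $\rho=\tau\kappa$, $\sigma=\tau/\kappa$, i.e. $(x,z)=(c,d)$ with $c=\frac{\tau\kappa}{1+\tau\kappa}>d=\frac{\tau/\kappa}{1+\tau/\kappa}$, and $0<d<c<1$. Conversely $d_1=0$ there. Exchanging $P$ and $Q$ replaces $\rho/\sigma$ by its inverse, so $d_2=0$ only at $(d,c)$. $\square$

For the basis (3), $y_1=y_2$ gives $\tau=1$ and $d=1-c$, with $c\approx0.700$.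

**Step 3: translate the protocol.** Give each node with $\alpha_1+\alpha_2>0$ and $\beta_1+\beta_2>0$ the point $(x,z)=\big(\frac{\alpha_1}{\alpha_1+\alpha_2},\frac{\beta_1}{\beta_1+\beta_2}\big)$. The root is at $(\frac12,\frac12)$. When Alice measures, $z$ stays fixed and the parent's $x$ is a weighted average of the children's; when Bob measures, the roles are exchanged. A protocol with total deficit zero has all its weighted leaves in $K$. In the case $\tau=1$ the root is the midpoint of $(0,0)$ and $(1,1)$, so plain averaging is no obstacle. The obstacle must come from the splittings being axis-parallel.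

**A first attempt, and what it does not give.** No two points of $K$ share a coordinate. Suppose a finite tree had total deficit zero. Take a node all of whose children are leaves; its children of positive weight lie in $K$ and share a coordinate, so they are the same point, and the parent, being their average, is at that point. Replace the parent by a leaf at that point and repeat: the root lies in $K$. But $(\frac12,\frac12)\notin K$, since the points of $K$ other than $(0,0),(1,1)$ have unequal coordinates. So no finite-round protocol attains $\Phi(y)$.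

This does not bound the supremum, since longer and longer protocols might still approach $\Phi(y)$. The danger is real for four points without common coordinates. Consider
$$K'=\{(0,\tfrac13),(\tfrac23,0),(1,\tfrac23),(\tfrac13,1)\}.$$
The point $(\frac13,\frac13)$ is the midpoint of $(0,\frac13)\in K'$ and $(\frac23,\frac13)$; that one is the midpoint of $(\frac23,0)\in K'$ and $(\frac23,\frac23)$; that one is the midpoint of $(1,\frac23)\in K'$ and $(\frac13,\frac23)$; and that one is the midpoint of $(\frac13,1)\in K'$ and $(\frac13,\frac13)$. All these segments are axis-parallel. From $(\frac12,\frac12)$ one splits to $(\frac13,\frac12),(\frac23,\frac12)$, then to the four points $(\frac13\text{ or }\frac23,\frac13\text{ or }\frac23)$. After that, each round puts half of the remaining weight in $K'$. After $t$ such rounds only a fraction $2^{-t}$ lies outside $K'$, so here the supremum would be reached in the limit. We need a property of our $K$ which excludes such spirals.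

## 7. A separately convex function, negative at four points and positive at the center

**Definition.** A function $G:[0,1]^2\to\mathbb R$ is *separately convex* if it is convex in each variable when the other is fixed.

For example, $xz$ is separately convex, but it is not convex: on $x+z=1$ it equals $x(1-x)$. If the parent point is an axis-parallel average of the children's points, then $G(\text{parent})\le$ the corresponding average of the $G(\text{child})$. So the average of $G$ over the leaves is at least $G(\frac12,\frac12)$, however long the protocol. A separately convex $G$ that is negative on $K$ and positive at $(\frac12,\frac12)$ would therefore prevent the leaves from concentrating near $K$. (For $K'$ there is none: if $m'$ is the maximum of $G$ over the four inner corners, the midpoint relations give $m'\le\frac12\max_{K'}G+\frac12m'$, so $m'\le\max_{K'}G<0$, and then $G(\frac12,\frac12)\le m'<0$.)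

**Lemma 5.** Let $0<d<c<1$ and $K=\{(0,0),(1,1),(c,d),(d,c)\}$. There is a continuous separately convex $G$ on $[0,1]^2$ with $G<0$ on $K$ and $G(\frac12,\frac12)>0$.

*Proof.* **Step 1: reduce to $d<\frac12$.** The map $(x,z)\mapsto(1-x,1-z)$ preserves separate convexity, fixes $(\frac12,\frac12)$, and carries $K$ to the set of the same form with $(c,d)$ replaced by $(1-d,1-c)$. If $d\ge\frac12$, then $c>\frac12$, so the new second parameter $1-c$ is below $\frac12$. We may thus assume $d<\frac12$.

**Step 2: a function that works except at $(1,1)$.** Put $u(x,z)=(x-d)_+(z-d)_+$. It is continuous, separately convex, zero at $(0,0),(c,d),(d,c)$, and $u(\frac12,\frac12)=(\frac12-d)^2>0$. Its only defect is that $u(1,1)>0$. We cut it off before it reaches that corner.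

**Step 3: a barrier.** Choose $c_1$ with $\max(c,\frac12)<c_1<1$ and put
$$h(x,z)=\Lambda\max\{(x-c)(1-z),\,(z-c)(1-x)\},\qquad\Lambda=\frac2{(c_1-c)(1-c_1)}.$$
Each entry of the maximum is affine in each variable, so $h$ is separately convex, and it is continuous. On $\{\max(x,z)=c_1\}$, say with $x=c_1\ge z$, we have $(x-c)(1-z)\ge(c_1-c)(1-c_1)$, hence $h\ge2>1\ge u$; the case $z=c_1\ge x$ is symmetric.

**Step 4: glue.** Let $G_0=\max(h,u)$ on $[0,c_1]^2$ and $G_0=h$ elsewhere. By Step 3 and continuity, $h>u$ in a neighborhood of $\{\max(x,z)=c_1\}$, so $G_0=h$ there. Hence every point of $[0,1]^2$ has a relatively open neighborhood in which $G_0$ coincides with $\max(h,u)$ (if $\max(x,z)<c_1$) or with $h$ (if $\max(x,z)\ge c_1$). Both are continuous and separately convex. So $G_0$ is continuous, and along each axis-parallel line it is locally convex, hence convex.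

**Step 5: check values.** At $(0,0)$: $h=-\Lambda c<0$ and $u=0$, so $G_0=0$. At $(1,1)$, which lies outside $[0,c_1]^2$: $G_0=h=0$. At $(c,d)$, which lies in $[0,c_1]^2$: $h=\Lambda\max\{0,(d-c)(1-c)\}=0$ and $u=0$, so $G_0=0$; likewise at $(d,c)$. Since $\frac12<c_1$, $G_0(\frac12,\frac12)\ge u(\frac12,\frac12)=(\frac12-d)^2$. Take $G=G_0-\frac12(\frac12-d)^2$. $\square$

## 8. The strict LOCC bound

**Lemma 6.** Let $y_i\ge m_i$ for all $i$. Suppose some pair $e_0=\{i,j\}$ satisfies $0<\chi_{e_0}<\frac\pi2$ and $2\sqrt{y_iy_j}<\sin\chi_{e_0}$. Then $n^2\operatorname{opt}_{\rm LOCC}(\mathcal E)<\Phi(y)$.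

*Proof.* Relabel as in Section 6, with $\delta$ and $K$ as there, and take $G$ from Lemma 5.

**Step 1: put a multiple of $G$ below $\delta$.** There is an open neighborhood $N$ of $K$ on which $G<0$. On the compact set $[0,1]^2\setminus N$ the continuous function $\delta$ is positive by Lemma 4, so $\delta\ge\delta_0$ there for some $\delta_0>0$. Put $\varepsilon=\delta_0/\max G$; the maximum is positive because $G(\frac12,\frac12)>0$. On $N$, $\varepsilon G<0\le\delta$; off $N$, $\varepsilon G\le\delta_0\le\delta$. So $\varepsilon G\le\delta$ on $[0,1]^2$.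

**Step 2: remove the normalization.** Put
$$\hat G(\alpha,\beta)=(\alpha_1+\alpha_2)(\beta_1+\beta_2)\,G\Big(\frac{\alpha_1}{\alpha_1+\alpha_2},\frac{\beta_1}{\beta_1+\beta_2}\Big),$$
with value $0$ if $\alpha_1+\alpha_2=0$ or $\beta_1+\beta_2=0$; in that case $P=Q=X=Y=0$ and $\delta=0$ as well. By homogeneity $\varepsilon\hat G\le\delta$ everywhere.

**Step 3: $\hat G$ does not decrease along the tree.** If Alice measures, the diagonals satisfy $\alpha=\sum_r\alpha^r$ and $\beta$ is unchanged. If $\alpha_1+\alpha_2>0$, then $\frac{\alpha_1}{\alpha_1+\alpha_2}$ is the convex combination of the $\frac{\alpha_1^r}{\alpha_1^r+\alpha_2^r}$ with weights $\frac{\alpha_1^r+\alpha_2^r}{\alpha_1+\alpha_2}$ (terms of weight zero omitted). Convexity of $G$ in the first variable gives $\hat G(\alpha,\beta)\le\sum_r\hat G(\alpha^r,\beta)$. If $\alpha_1+\alpha_2=0$, both sides are $0$. The same holds for Bob with the second variable. By induction,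
$$\sum_{\rm leaves}\hat G\ge\hat G(\text{root})=4\,G(\tfrac12,\tfrac12),$$
as $\alpha=\beta=(1,1)$ at the root.

**Step 4: conclude.** The score of any finite-round protocol is at most
$$\Phi(y)-\sum_{\rm leaves}\delta\le\Phi(y)-\varepsilon\sum_{\rm leaves}\hat G\le\Phi(y)-4\varepsilon\,G(\tfrac12,\tfrac12).$$
Here $\varepsilon$ and $G$ do not depend on the protocol, so the bound passes to the supremum and to limits. $\square$

**End of the proof of Theorem 1.** With $y_i=\frac1n$ we have $2\sqrt{y_1y_2}=\frac2n<\sin\chi$ and $0<\chi<\frac\pi2$. Lemma 6 and Section 5 give $n^2\operatorname{opt}_{\rm LOCC}<\Phi(y)=n^2\operatorname{opt}_{\rm PPT}$. $\square$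

In particular, for the basis (3), $\operatorname{opt}_{\rm LOCC}<\operatorname{opt}_{\rm PPT}=\frac19\big(6+\frac{\sqrt{37}}{15}\big)$.

## 9. A minimax formula for the PPT optimum of every LDOI basis

In Theorem 1 the choice $y=m$ happened to be optimal. In general one should minimize $\Phi$, and the criterion for equality is read off from the minimizer.

**Theorem 2.** Let $n\ge2$ and let $\mathcal E$ be uniform over any orthonormal LDOI basis.

1. With the maximum over $T\ge0$ such that $\sum_jT_{ij}\le1$ for all $i$,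
$$n^2\operatorname{opt}_{\rm PPT}(\mathcal E)=n^2\operatorname{opt}_{\rm SEP}(\mathcal E)=\max_Tf(T)=\min_{y_i\ge m_i}\Big[\sum_iy_i+\sum_{i<j}\Big(1+\sqrt{\cos^2\chi_{ij}+(\sin\chi_{ij}-2\sqrt{y_iy_j})_+^2}\Big)\Big].$$
2. $\operatorname{opt}_{\rm LOCC}(\mathcal E)=\operatorname{opt}_{\rm PPT}(\mathcal E)$ if and only if some (equivalently, every) minimizer $y$ satisfies $2\sqrt{y_iy_j}\ge\sin\chi_{ij}$ for every pair that is not maximally entangled. In that case the optimum is attained by a finite-round LOCC protocol.

*Proof of part 1.* The bracket is $\Phi(y)$.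

**Step 1: $f$ is concave, so multipliers exist.** By Lemma 3 each $F_e$ is concave and nondecreasing, and $\sqrt{tt'}$ is concave on $t,t'\ge0$; so $F_e(\sqrt{tt'})$ is concave, and $f$ (given by the same formula) is concave and continuous on $\{T\ge0\}$. Let $V$ be its maximum over the compact feasible set. There are $\mu_i\ge0$ with
$$f(T)+\sum_i\mu_i\Big(1-\sum_jT_{ij}\Big)\le V\qquad\text{for all }T\ge0.\tag{7}$$
This is the multiplier theorem for concave programs with a strictly feasible point (Rockafellar, *Convex Analysis*, Thm. 28.2); here is the argument. The set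
$$S=\big\{(u,w)\in\mathbb R^n\times\mathbb R:\ \exists\,T\ge0\text{ with }u_i\le1-\textstyle\sum_jT_{ij}\ \forall i,\ w\le f(T)\big\}$$
is convex, and $(0,V)$ is not in its interior, because no $(0,V+\eta)$ with $\eta>0$ belongs to $S$. So there is $(\mu,\lambda)\ne0$ with $\mu\cdot u+\lambda w\le\lambda V$ on $S$. As $S$ is closed under decreasing coordinates, $\mu_i\ge0$ and $\lambda\ge0$. If $\lambda=0$, then $\mu\cdot u\le0$ on $S$; but $T_{ij}=\frac1{2n}$ gives a point of $S$ with all $u_i>0$, forcing $\mu=0$, a contradiction. Scale to $\lambda=1$ and insert $u_i=1-\sum_jT_{ij}$, $w=f(T)$.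

**Step 2: compute the Lagrangian.** For any $y\ge m$ and $T\ge0$,
$$f(T)+\sum_i(y_i-m_i)\Big(1-\sum_jT_{ij}\Big)=\sum_iy_i+\sum_{e=\{i,j\}}\big[F_e(\sqrt{T_{ij}T_{ji}})-y_iT_{ij}-y_jT_{ji}\big].\tag{8}$$
The pairs decouple. Put $c_e=2\sqrt{y_iy_j}>0$ (recall $y_i\ge m_i\ge\frac1n$). For given $g=\sqrt{tt'}$ the minimum of $y_it+y_jt'$ is $c_eg$, by AM–GM, attained at $t=g\sqrt{y_j/y_i}$, $t'=g\sqrt{y_i/y_j}$. So by Lemma 3
$$\max_{t,t'\ge0}\big[F_e(\sqrt{tt'})-y_it-y_jt'\big]=\max_{g\ge0}[F_e(g)-c_eg]=1+r_e,$$
and the maximum of (8) over $T\ge0$ is $\Phi(y)$.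

**Step 3: $V=\min\Phi$.** For feasible $T$ and $y\ge m$, the left side of (8) is at least $f(T)$; so $\Phi(y)\ge V$ for every $y\ge m$. For $y=m+\mu$, (7) gives $\Phi(y)\le V$. Hence $V=\min_{y\ge m}\Phi(y)$, and the minimum is attained. By Lemma 1, $n^2\operatorname{opt}_{\rm SEP}\le n^2\operatorname{opt}_{\rm PPT}\le V$.

**Step 4: reach $V$ by a separable measurement.** Let $T$ be any maximizer of $f$ and $y$ any minimizer of $\Phi$. Then
$$V=f(T)\le f(T)+\sum_i(y_i-m_i)\Big(1-\sum_jT_{ij}\Big)\le\Phi(y)=V,$$
so $T$ maximizes (8), pair by pair: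
$$(T_{ij},T_{ji})\text{ maximizes }F_e(\sqrt{tt'})-y_it-y_jt'\text{ over }t,t'\ge0,\text{ for every }e=\{i,j\}.\tag{9}$$
If $\sqrt{T_{ij}T_{ji}}>\sin\chi_e$, scaling both entries down slightly would leave $F_e=2$ and lower the cost, contradicting (9). If exactly one of $T_{ij},T_{ji}$ vanished, replacing the other by $0$ would leave $\sqrt{tt'}=0$ and lower the cost, again contradicting (9). So $T$ satisfies the hypotheses of Lemma 2, which gives a separable measurement with score $f(T)=V$. $\square$

## 10. The exact criterion for equality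

*Proof of part 2 of Theorem 2.* **Step 1: a violating minimizer forces a gap.** Suppose a minimizer $y$ has $2\sqrt{y_iy_j}<\sin\chi_{ij}$ for some non-ME pair. Then $\sin\chi_{ij}>0$, so $0<\chi_{ij}<\frac\pi2$, and Lemma 6 gives $n^2\operatorname{opt}_{\rm LOCC}<\Phi(y)=n^2\operatorname{opt}_{\rm PPT}$.

**Step 2: a satisfying minimizer forces $T$ to live on ME pairs.** Let some minimizer $y$ satisfy the condition and let $T$ be a maximizer of $f$. For a non-ME pair $c_e\ge\sin\chi_e$, so by Lemma 3 $g=0$ is the unique maximizer of $F_e(g)-c_eg$. By (9), $\sqrt{T_{ij}T_{ji}}=0$, and then minimality of $y_iT_{ij}+y_jT_{ji}$ gives $T_{ij}=T_{ji}=0$.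

**Step 3: the protocol.** Let $\mathcal M$ be the set of ME pairs. Alice can first announce for which ME pair the diagonal weight will be used, because for such a pair Alice and Bob can then realize the coherent measurement locally.

* Alice measures $\{R_e\}_{e\in\mathcal M}\cup\{R_0\}$ with Kraus operators $\sqrt R$, where $R_{\{i,j\}}=T_{ij}|i\rangle\langle i|+T_{ji}|j\rangle\langle j|$ and $R_0=\sum_i(1-\sum_jT_{ij})|i\rangle\langle i|$, and announces the outcome. These are positive and sum to $I$, since $T$ vanishes off $\mathcal M$.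
* Outcome $R_0$: both measure the computational basis. On $(i,i)$ they guess a $k$ with $|U_{ki}|^2=m_i$. On $(i,j)$ with $i\ne j$ they guess the edge state whose squared overlap with $|ij\rangle$ is $a_{ij}^2$.
* Outcome $R_e$ with $e$ oriented as $(i,j)$: Bob measures $\{P_e=|i\rangle\langle i|+|j\rangle\langle j|\}\cup\{|k\rangle\langle k|\}_{k\notin e}$ and announces the outcome. On $k$, Alice measures the computational basis, obtains $l\in e$, and they guess the edge state whose squared overlap with $|lk\rangle$ is $a_{lk}^2$. On $P_e$, Alice measures in the basis $|a_\sigma\rangle=\frac{|i\rangle+\sigma e^{\mathrm i\theta}|j\rangle}{\sqrt2}$ and Bob in $|b_\tau\rangle=\frac{|i\rangle+\tau|j\rangle}{\sqrt2}$, $\sigma,\tau=\pm1$, and they guess $\frac{|ij\rangle+\sigma\tau e^{\mathrm i\theta}|ji\rangle}{\sqrt2}$, which is one of the two edge states of $e$.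

After announcing $R_e$, Alice's state is supported on $\mathrm{span}\{|i\rangle,|j\rangle\}$, so $|a_\pm\rangle$ is a complete measurement there.

**Step 4: its score.** The vertex states contribute $\sum_im_i(1-\sum_jT_{ij})$, from outcome $R_0$.

In the branch $(R_e,P_e)$ the element for $(\sigma,\tau)$ is the projector-like operator $ww^*$ with
$$w=\sqrt{R_e}\,|a_\sigma\rangle\otimes|b_\tau\rangle=\tfrac1{\sqrt2}\big(\sqrt{T_{ij}}|i\rangle+\sigma e^{\mathrm i\theta}\sqrt{T_{ji}}|j\rangle\big)\otimes\tfrac1{\sqrt2}\big(|i\rangle+\tau|j\rangle\big).$$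
Its component on $|ij\rangle$ is $\frac12\tau\sqrt{T_{ij}}$ and on $|ji\rangle$ it is $\frac12\sigma e^{\mathrm i\theta}\sqrt{T_{ji}}$. The score is
$$\Big|\tfrac1{2\sqrt2}\big(\tau\sqrt{T_{ij}}+\sigma\tau\,\sigma\sqrt{T_{ji}}\big)\Big|^2=\tfrac18\big(\sqrt{T_{ij}}+\sqrt{T_{ji}}\big)^2,$$
and the four sign choices together give $\frac12(T_{ij}+T_{ji})+\sqrt{T_{ij}T_{ji}}$.

The remaining weight of $|ij\rangle\langle ij|$ is measured computationally: $1-\sum_kT_{ik}$ in outcome $R_0$, and $T_{ik}$ in outcome $R_{\{i,k\}}$ for each $\{i,k\}\in\mathcal M$ with $k\ne j$ (there Bob's result is $j$). This sums to $1-T_{ij}$ if $\{i,j\}\in\mathcal M$ and to $1$ otherwise. Each unit contributes $a_{ij}^2$, which is $\frac12$ for an ME pair. So an ME pair contributes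
$$\tfrac12(2-T_{ij}-T_{ji})+\tfrac12(T_{ij}+T_{ji})+\sqrt{T_{ij}T_{ji}}=1+\sqrt{T_{ij}T_{ji}}=F_{ij}\big(\sqrt{T_{ij}T_{ji}}\big),$$
because $F_{ij}(g)=1+g$ on $[0,1]$ for such a pair, and every other pair contributes $2a_{ij}^2=F_{ij}(0)$. The total is $f(T)=V=n^2\operatorname{opt}_{\rm PPT}$, attained by a finite-round protocol.

**Step 5: "some" and "every".** A violating minimizer forces strict inequality and a satisfying one forces equality, so the two kinds cannot coexist. Minimizers exist by part 1. $\square$

## 11. Consequences for special families of bases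

**Corollary.** For the uniform ensemble over an orthonormal LDOI basis:

* **(a)** If $\sin\chi_{ij}\le2\sqrt{m_im_j}$ for every non-ME pair, equality holds.
* **(b)** If no pair is maximally entangled, equality holds if and only if $\sin\chi_{ij}\le2\sqrt{m_im_j}$ for all $i<j$.
* **(c)** If every pair is product or maximally entangled, equality holds.
* **(d)** For $n=2$ equality always holds.
* **(e)** For each $n\ge3$ the set of LDOI bases with a strict gap is nonempty and open.

*Proof.* (a) Any minimizer has $y\ge m$, so $2\sqrt{y_iy_j}\ge2\sqrt{m_im_j}\ge\sin\chi_{ij}$ for non-ME pairs, and Theorem 2 applies.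

(b) "If" is (a). For "only if", suppose equality holds. By Theorem 2 every minimizer satisfies the condition, and Step 2 of Section 10 shows that $T=0$ is a maximizer of $f$, since no pair is ME. If some pair had $\sin\chi_{ij}>2\sqrt{m_im_j}$, put $T_{ij}=t\sqrt{m_j/m_i}$, $T_{ji}=t\sqrt{m_i/m_j}$ and all other entries zero. For small $t>0$ this is feasible and changes $f$ by $F_{ij}(t)-F_{ij}(0)-2t\sqrt{m_im_j}$, which is positive for small $t$ because the right derivative of $F_{ij}$ at $0$ is $\sin\chi_{ij}$. This contradicts maximality of $T=0$.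

(c) For product pairs $\sin\chi_{ij}=0$, so the condition in Theorem 2 always holds.

(d) As in Section 1, $m_1=m_2\ge\frac12$, so $2\sqrt{m_1m_2}\ge1\ge\sin\chi_{12}$, and (a) applies.

(e) The set is nonempty by Theorem 1. For any POVM, replacing the states $\rho_k$ by $\rho_k'$ changes $\sum_kp_k\operatorname{Tr}(M_k\rho_k)$ by at most $\sum_kp_k\|\rho_k-\rho_k'\|_1$. So both optima depend continuously on the ensemble, and strict inequality is an open condition on LDOI bases. $\square$

Thus the equality holds for all orthonormal LDOI bases of $\mathbb C^n\otimes\mathbb C^n$ exactly when $n=2$. For every $n\ge3$ it fails for some bases, and Theorem 2 determines which ones.
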